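# Exact Controlled-Phase Gates from a Partially Entangled Pair

## 1. The guess $2\sin^2\theta$

Alice holds a qubit $A_1$ and Bob a qubit $B_1$. They want to apply the controlled unitary
$$U=|0\rangle\langle 0|_A\otimes I_B+|1\rangle\langle 1|_A\otimes u_B,\qquad u_B=|0\rangle\langle0|+e^{i\phi}|1\rangle\langle 1|,\qquad e^{i\phi}\ne 1,$$
and every two-qubit non-local controlled unitary is locally unitarily equivalent to such a $U$. To help them, they share on $R_AR_B$ the state
$$|\tau_\theta\rangle=\cos\theta\,|00\rangle+\sin\theta\,|11\rangle,\qquad \theta\in(0,\pi/4].$$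
With what probability can they apply $U$ exactly, knowing when they have succeeded? The problem is taken from Seiseki Akibue, Jisho Miyazaki, Hiroyuki Osaka, "Optimizing Entanglement Manipulation via Algebraic-Geometric Decompositions and Semidefinite Programming Hierarchies", arXiv:2501.17394 (2025).

**Definition (separable operation).** A completely positive map is separable (SEP) if it has a Kraus representation $\rho\mapsto\sum_kK_k\rho K_k^\dagger$ in which every $K_k=K_A^k\otimes K_B^k$, with $K_A^k$ acting on Alice's systems and $K_B^k$ on Bob's.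

The number of Kraus operators may be taken finite: in finite dimension the Choi operators of SEP maps form a closed convex cone generated by product terms, so Carathéodory's theorem applies. Every LOCC operation (local operations and classical communication) is SEP. For an example and a non-example: measuring $Z$ on both sides is SEP, with Kraus operators $|x\rangle\langle x|\otimes|y\rangle\langle y|$. The map $\rho\mapsto\Phi\rho\Phi$, with $\Phi$ the projector on a Bell state, is not SEP: by Fact 1 below every Kraus operator of it is a multiple of $\Phi$, and $\Phi$ is not a product.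

**Definition (the figure of merit).** $p(U,\tau_\theta)$ is the supremum of $p$ over all pairs $(\Lambda_{\rm succ},\Lambda_{\rm fail})$ of SEP operations from $A_1R_A:B_1R_B$ to $A_1:B_1$ such that $\Lambda_{\rm succ}+\Lambda_{\rm fail}$ is trace preserving and
$$\Lambda_{\rm succ}(\rho\otimes\tau_\theta)=p\,U\rho U^\dagger\quad\text{for every state }\rho\text{ on }A_1B_1 .$$

Trace preservation says that $\sum K^\dagger K=I$, the sum running over the Kraus operators of both maps. In particular the success operators alone satisfy $\sum_kK_k^\dagger K_k\le I$.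

We use these facts.

**Fact 1.** If $\sum_kE_k\rho E_k^\dagger=p\,V\rho V^\dagger$ for all states $\rho$, then $E_k=c_kV$ with $\sum_k|c_k|^2=p$ (for $V\neq0$). By linearity the equality holds for all operators $\rho$, so the Choi operators agree: $\sum_k|E_k\rangle\!\rangle\langle\!\langle E_k|=p\,|V\rangle\!\rangle\langle\!\langle V|$, where $|E\rangle\!\rangle$ is the matrix $E$ read as a vector. Each term on the left is at most the right side, which has rank one, so each $|E_k\rangle\!\rangle$ is a multiple of $|V\rangle\!\rangle$. Comparing the coefficients gives $\sum|c_k|^2=p$.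

**Fact 2.** A Hermitian matrix $\frac12(aI+xX+yY+zZ)$, with $X,Y,Z$ the Pauli matrices, has trace $a$ and determinant $\frac14(a^2-x^2-y^2-z^2)$. It is positive semidefinite if and only if $a\ge\sqrt{x^2+y^2+z^2}$.

Now the guess. With a Bell pair the gate can be done with certainty. On input $|x\rangle_{A_1}|y\rangle_{B_1}$, Alice applies a CNOT from $A_1$ to $R_A$, giving $\frac1{\sqrt2}\sum_r|x\rangle|r\oplus x\rangle_{R_A}|y\rangle|r\rangle_{R_B}$. She measures $R_A$ and sends the outcome $m=r\oplus x$, and Bob applies $X^m$, so that $R_B$ is in state $|x\rangle$. Bob applies $u_B$ on $B_1$ controlled by $R_B$, which produces the phase $e^{i\phi xy}$, and measures $R_B$ in the basis $|\pm\rangle$. The outcome "$-$" leaves a sign $(-1)^x$, which Alice removes with $Z$. By linearity this works for all inputs, so $p(U,\tau_{\pi/4})=1$, by LOCC.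

For $\theta<\pi/4$ Alice can first concentrate. She applies the filter ${\rm diag}(\tan\theta,1)\le I$ to $R_A$, which maps $|\tau_\theta\rangle$ to $\sin\theta(|00\rangle+|11\rangle)$, a Bell pair with probability $2\sin^2\theta$. This suggests the guess
$$p(U,\tau_\theta)\overset{?}{=}2\sin^2\theta=1-\cos2\theta .$$

**Conventions.** From now on $\theta\in(0,\pi/4)$ and
$$c=\cos\theta,\quad s=\sin\theta,\quad C=\cos2\theta\in(0,1),\quad S=\sin2\theta,\quad \sigma=|\sin\tfrac\phi2|\in(0,1],\quad\kappa=|\cos\tfrac\phi2|.$$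

**Normal form.** Take $\phi\in(0,2\pi)$. Complex conjugation of all Kraus operators preserves SEP, trace preservation and $\tau_\theta$, and it turns $\phi$ into $2\pi-\phi$. It does not change $\sigma$ and $\kappa$. So we assume $\phi\in(0,\pi]$ and put $\gamma=\phi/4\in(0,\pi/4]$. Then $\sigma=\sin2\gamma$ and $\kappa=\cos 2\gamma\ge0$. Let $\varepsilon_{xy}=(-1)^{x+y}$. Since $U|xy\rangle=e^{i\phi xy}|xy\rangle$ and
$$xy=\tfrac14\big(1-(-1)^x-(-1)^y+\varepsilon_{xy}\big),$$
$U$ equals, up to a global phase and local diagonal unitaries,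
$$W=e^{i\gamma Z\otimes Z}=\cos\gamma\,I\otimes I+i\sin\gamma\,Z\otimes Z,\qquad W|xy\rangle=M_{xy}|xy\rangle,\quad M_{xy}=\cos\gamma+i\varepsilon_{xy}\sin\gamma .\tag{1}$$
Local unitaries applied afterwards keep Kraus operators product and do not change $K^\dagger K$. So we may take $W$ as the target.

## 2. The case $\phi=\pi$: singular matrices summing to the identity

For $\phi=\pi$ the guess is right, and the upper bound has a short proof. Here $\gamma=\pi/4$, and $W|{+}{+}\rangle=\frac1{\sqrt2}(|{+}{+}\rangle+i|{-}{-}\rangle)=:\Psi$ is maximally entangled. Suppose $p$ is achieved, with success operators $K_k=K_A^k\otimes K_B^k$. Fix the input $|{+}{+}\rangle$ and let $A_k=K_A^k(|+\rangle\otimes\,\cdot\,)$ and $B_k=K_B^k(|+\rangle\otimes\,\cdot\,)$, operators on one qubit. Then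
$$\sum_k(A_k\otimes B_k)|\tau_\theta\rangle\langle\tau_\theta|(A_k\otimes B_k)^\dagger=p\,|\Psi\rangle\langle\Psi|,$$
so $(A_k\otimes B_k)|\tau_\theta\rangle=c_k\Psi$ with $\sum|c_k|^2=p$. Put $v=A_k|0\rangle\otimes B_k|0\rangle$ and $w=A_k|1\rangle\otimes B_k|1\rangle$. These are product vectors with $cv+sw=c_k\Psi$.

Suppose $c_k\ne0$. Read vectors as $2\times2$ matrices in the bases $|+\rangle,|-\rangle$ for Alice and $|+\rangle,i|-\rangle$ for Bob. Then $\Psi$ becomes $I/\sqrt2$, and product vectors become matrices of rank at most one. So $V'=\sqrt2\,cv/c_k$ and $V''=\sqrt2\,sw/c_k$ are singular with $V'+V''=I$. As $V'=I-V''$ is singular, $V''$ has the eigenvalue $1$; as $V''$ is singular, its other eigenvalue is $0$. Hence $V''=ab^T$ with $b^Ta=1$, and its Hilbert–Schmidt norm is $\|a\|\|b\|\ge1$. Therefore $\|w\|^2\ge|c_k|^2/(2s^2)$. Summing over $k$,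
$$\frac{p}{2s^2}\le\sum_k\|w_k\|^2=\sum_k\|K_k\,|{+}{+}\rangle_{A_1B_1}|11\rangle_{R_AR_B}\|^2\le1 ,$$
so $p\le2s^2$, and $p(U,\tau_\theta)=2\sin^2\theta$ for $\phi=\pi$.

## 3. A one-way protocol that beats concentration for small $\phi$

Formula (1) suggests another protocol: match the two terms of $W$ with the two terms of $\tau_\theta$. Alice measures with
$$K_A^\pm=\tfrac1{\sqrt2}\big(I\otimes\langle0|\pm Z\otimes\langle1|\big).$$
We have $K_A^{\pm\dagger}K_A^\pm=\frac12\big(I\otimes I\pm Z\otimes X\big)$, so $\sum_\pm K_A^{\pm\dagger}K_A^\pm=I$. She sends the sign, and Bob applies as success operator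
$$K_B^\pm=\sqrt{p_{\rm I}}\Big(\frac{\cos\gamma}{c}\,I\otimes\langle0|\pm\frac{i\sin\gamma}{s}\,Z\otimes\langle1|\Big),\qquad p_{\rm I}:=\frac{S^2}{2(1-\kappa C)} .$$
The cross terms vanish on $\tau_\theta$ and the two signs multiply to $+1$, so
$$(K_A^\pm\otimes K_B^\pm)(I\otimes|\tau_\theta\rangle)=\sqrt{p_{\rm I}/2}\,\big(\cos\gamma\,I\otimes I+i\sin\gamma\,Z\otimes Z\big)=\sqrt{p_{\rm I}/2}\;W .$$
Bob's operator is legitimate. Indeed $K_B^{\pm\dagger}K_B^\pm$ is block diagonal in $y$, and each block has rank one and trace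
$$p_{\rm I}\Big(\frac{\cos^2\gamma}{c^2}+\frac{\sin^2\gamma}{s^2}\Big)=p_{\rm I}\,\frac{s^2\cos^2\gamma+c^2\sin^2\gamma}{c^2s^2}=p_{\rm I}\,\frac{\frac12(1-\kappa C)}{\frac14S^2}=1 ,$$
where $s^2\cos^2\gamma+c^2\sin^2\gamma=\frac14[(1-C)(1+\kappa)+(1+C)(1-\kappa)]=\frac12(1-\kappa C)$. So $K_B^{\pm\dagger}K_B^\pm\le I$, and Bob can complete his measurement with a failure outcome. Summing over the sign, one-way LOCC achieves $p_{\rm I}$ for all $\theta,\phi$.

Compare with the guess: $p_{\rm I}/(1-C)=\dfrac{1+C}{2(1-\kappa C)}$, which exceeds $1$ exactly when $C(1+2\kappa)>1$. As $\phi\to0$ we have $\kappa\to1$ and $p_{\rm I}\to\frac{1+C}2=\cos^2\theta$. At $\theta=\pi/8$ this limit is about $0.854$, while the guess is about $0.293$. So the guess is false. For $\phi=\pi$, on the other hand, $p_{\rm I}=\frac12(1-C)(1+C)<1-C$, so neither protocol dominates. The second guess, $\max(2\sin^2\theta,p_{\rm I})$, is also false.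

## 4. The two regimes of $p(U,\tau_\theta)$

**Theorem.** Let $\theta\in(0,\pi/4)$, $e^{i\phi}\ne1$, and
$$C_*(\phi)=\Big(\kappa+\sigma\sqrt{\tfrac{\sigma}{2-\sigma}}\Big)^{-1}\in(0,1],\qquad C_*=1\iff\phi=\pi .$$

- (I) If $\cos2\theta\ge C_*(\phi)$, then
$$p(U,\tau_\theta)=\frac{\sin^22\theta}{2\,(1-|\cos\frac\phi2|\cos2\theta)} .$$
- (II) If $\cos2\theta<C_*(\phi)$, then $p(U,\tau_\theta)$ is the unique $p\in[1-\cos2\theta,1]$ solving
$$\sigma^2\,p\,\big[\cos^22\theta-(1-p)^2\big]=(1-\sigma)(1-p)\sin^22\theta .\tag{2}$$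
Explicitly, with $B=C^2+(1-\sigma)S^2/\sigma^2$,
$$p=\tfrac23-\tfrac23\sqrt{1+3B}\,\cos\!\Big[\tfrac13\arccos\frac{2+9B-27C^2}{2(1+3B)^{3/2}}-\tfrac{2\pi}3\Big].\tag{3}$$

The supremum is attained, with six product Kraus operators in $\Lambda_{\rm succ}$. Moreover:

- (a) The value is unchanged if $\Lambda_{\rm fail}$ is allowed to be an arbitrary CP map.
- (b) The expression in (I) is achievable by one-way LOCC for all $\theta,\phi$. Hence in regime (I), and also for $\phi=\pi$, the LOCC and SEP optima coincide.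
- (c) $p(U,\tau_\theta)=2\sin^2\theta$ if $\phi=\pi$, and $p(U,\tau_\theta)>2\sin^2\theta$ for every $\phi\neq\pi$. So "concentrate to a Bell pair, then implement" is optimal exactly for CNOT-class gates.
- (d) $p(U,\tau_\theta)<1$ for all $\theta<\pi/4$. For fixed $\theta$, $p\to1$ as $e^{i\phi}\to1$.

Here is a sample to carry along. Take $\sigma=\frac45$, $\kappa=\frac35$, so $C_*=\big(\frac35+\frac45\sqrt{2/3}\big)^{-1}\approx0.798$. For $C=\frac9{10}$ we are in regime (I), and $p=0.19/0.92\approx0.207$, against $2\sin^2\theta=0.1$. For $C=\sqrt{3/7}\approx0.655$ we are in regime (II), and $p=\frac12$: the left side of (2) is $\frac{16}{25}\cdot\frac12\cdot(\frac37-\frac14)=\frac2{35}$ and the right side is $\frac15\cdot\frac12\cdot\frac47=\frac2{35}$. Here $2\sin^2\theta\approx0.345$ and $p_{\rm I}\approx0.471$, so both protocols are beaten.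

## 5. Why one test input is not enough

For an upper bound at general $\phi$, first try the argument of Section 2 again. On the input $|{+}{+}\rangle$ the target state is $\Psi=\cos\gamma|{+}{+}\rangle+i\sin\gamma|{-}{-}\rangle$. The matrices $V'=cv/c_k$ and $V''=sw/c_k$ are singular with $V'+V''={\rm diag}(\cos\gamma,\sin\gamma)$. By the Eckart–Young theorem a matrix of rank at most one is at Hilbert–Schmidt distance at least $\sin\gamma$ from ${\rm diag}(\cos\gamma,\sin\gamma)$, so $\|V''\|\ge\sin\gamma$, and the same summation gives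
$$p\le\frac{\sin^2\theta}{\sin^2\gamma}.$$
When $\gamma\le\theta$ this says nothing. A sharper treatment of the same test cannot help: for $\gamma\le\theta$ the spectrum $(\cos^2\gamma,\sin^2\gamma)$ majorizes $(c^2,s^2)$, so by Nielsen's theorem $\tau_\theta$ can be turned into $\Psi$ with certainty by LOCC. Maximally entangled inputs with reference systems fare no better if the references may be acted on: then the output is $\cos\gamma|\Phi^+\Phi^+\rangle+i\sin\gamma|\Phi^-\Phi^-\rangle$, with the same Schmidt coefficients. Yet part (d) claims $p<1$ for every $\theta<\pi/4$.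

What is lost is that one operation must serve all inputs. This forces every success operator to be diagonal in the computational basis of $A_1B_1$. It then gives four constraints, one per $(x,y)$, in place of one. We keep the two useful features of Section 2, the splitting of the target into two singular matrices and the compression to ${\rm span}\{|00\rangle,|11\rangle\}$, but now we split the matrix $M$ of eigenvalues of $W$ and keep the whole $2\times2$ compression, including its off-diagonal entry.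

## 6. Splittings of the phase matrix into singular matrices

**Step 1: every success operator is diagonal on $A_1B_1$.** Let $K_k=K_A^k\otimes K_B^k$ be the Kraus operators of $\Lambda_{\rm succ}$ for a given achievable $p>0$. Fact 1, applied to $E_k=K_k(I\otimes|\tau_\theta\rangle)$, gives $K_k(I\otimes|\tau_\theta\rangle)=c_kW$ with $\sum_k|c_k|^2=p$. Discard the terms with $c_k=0$; this only decreases $\sum K_k^\dagger K_k$, which stays $\le I$. Suppressing $k$, write $K_A=\sum_iA_i\otimes\langle i|$ and $K_B=\sum_iB_i\otimes\langle i|$, with $\langle i|$ acting on the resource. Then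
$$c\,A_0\otimes B_0+s\,A_1\otimes B_1=c_k\big(\cos\gamma\,I\otimes I+i\sin\gamma\,Z\otimes Z\big).$$
Apply $Y\mapsto\frac12{\rm tr}\,Y$ to Bob's factor: the right side becomes $c_k\cos\gamma\,I$, so $I\in{\rm span}\{A_0,A_1\}$. Apply $Y\mapsto\frac12{\rm tr}(ZY)$: then $Z\in{\rm span}\{A_0,A_1\}$, since $\sin\gamma\ne0$. The space ${\rm span}\{A_0,A_1\}$ has dimension at most $2$, so it equals ${\rm span}\{I,Z\}$. Hence $A_i=\sum_xa_i(x)|x\rangle\langle x|$, and by the same argument $B_i=\sum_yb_i(y)|y\rangle\langle y|$. Put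
$$P_{xy}=\frac{c\,a_0(x)b_0(y)}{c_k},\qquad Q_{xy}=\frac{s\,a_1(x)b_1(y)}{c_k},\qquad P+Q=M,\quad\det P=\det Q=0 .\tag{4}$$

**Step 2: the normalization splits into four blocks.** Since $K_k=\sum_{xy}|xy\rangle\langle xy|\otimes v_{xy}$ with the bra $v_{xy}=(a_0(x)\langle0|+a_1(x)\langle1|)\otimes(b_0(y)\langle0|+b_1(y)\langle1|)$, we have
$$\sum_kK_k^\dagger K_k=\sum_{xy}|xy\rangle\langle xy|\otimes S_{xy},\qquad S_{xy}=\sum_kv_{xy}^\dagger v_{xy}\le I\quad\text{for all }x,y.\tag{5}$$

For example, the protocol of Section 3 has $P_{xy}=\cos\gamma$ and $Q_{xy}=i\varepsilon_{xy}\sin\gamma$. The next lemma describes all splittings by a few averages. We choose averages over the four pairs $(x,y)$ because the functions $1,\varepsilon,(-1)^y,(-1)^x$ are orthonormal for them.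

**Lemma 1.** For $P,Q$ as in (4) let $\langle\cdot\rangle$ be the average over the four pairs $(x,y)$, and set
$$N_P=\langle|P|^2\rangle,\quad N_Q=\langle|Q|^2\rangle,\quad N=N_P+N_Q,\quad R=\langle{\rm Re}\,P\bar Q\rangle,\quad J=\langle\varepsilon\,{\rm Im}\,P\bar Q\rangle .$$
There is a real $t$ with
$$N_P-N_Q=\kappa t,\qquad R=\tfrac{1-N}2,\qquad J=-\tfrac{\sigma t}2,\qquad N\ge N_*(t):=\tfrac12(1+t^2)+\tfrac\sigma2|1-t^2| .$$

*Proof.* First we parametrize. Expand $P_{xy}=f+f'\varepsilon_{xy}+h(-1)^y+h'(-1)^x$. In matrix form, $P=E\begin{pmatrix}f&h\\h'&f'\end{pmatrix}E^T$ with $E=\begin{pmatrix}1&1\\1&-1\end{pmatrix}$, so $\det P=4(ff'-hh')$ and therefore $ff'=hh'$. By (1) the coefficients of $Q=M-P$ are $\cos\gamma-f,\ i\sin\gamma-f',\ -h,\ -h'$, so $\det Q=0$ says $(\cos\gamma-f)(i\sin\gamma-f')=hh'=ff'$. Expanding, $i\sin\gamma\cos\gamma-f'\cos\gamma-if\sin\gamma=0$. Divide by $i\sin\gamma\cos\gamma$: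
$$\frac f{\cos\gamma}+\frac{f'}{i\sin\gamma}=1 .$$
So there is $z\in\mathbb C$ with $f=z\cos\gamma$ and $f'=i(1-z)\sin\gamma$, and then $|hh'|=|ff'|=\frac\sigma2|z||1-z|$. Put $t=2\,{\rm Re}\,z-1$.

Next the difference. Let $m=|h|^2+|h'|^2$. By Parseval,
$$N_P=\cos^2\!\gamma\,|z|^2+\sin^2\!\gamma\,|1-z|^2+m,\qquad N_Q=\cos^2\!\gamma\,|1-z|^2+\sin^2\!\gamma\,|z|^2+m .$$
Hence $N_P-N_Q=(\cos^2\gamma-\sin^2\gamma)(|z|^2-|1-z|^2)=\kappa(2\,{\rm Re}\,z-1)=\kappa t$.

For the bound on $N$, use $m\ge2|hh'|=\sigma|z||1-z|$: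
$$N=|z|^2+|1-z|^2+2m\ge|z|^2+|1-z|^2+2\sigma|z||1-z| .$$
With $z=\frac{1+t}2+iy$ we have $|z|^2+|1-z|^2=\frac12(1+t^2)+2y^2\ge\frac12(1+t^2)$ and $|z||1-z|\ge\frac{|1+t|}2\cdot\frac{|1-t|}2=\frac14|1-t^2|$. Together, $N\ge N_*(t)$.

For $R$: as $|M_{xy}|=1$, we get $1=\langle|P+Q|^2\rangle=N+2R$.

For $J$: ${\rm Im}\,P\bar Q={\rm Im}\,P(\bar M-\bar P)={\rm Im}\,P\bar M$, and $\bar M=\cos\gamma-i\varepsilon\sin\gamma$. So
$$J={\rm Im}\,\langle\varepsilon P\cos\gamma-iP\sin\gamma\rangle={\rm Im}\,(f'\cos\gamma-if\sin\gamma)={\rm Im}\,\tfrac{i\sigma}2(1-2z)=\tfrac\sigma2(1-2\,{\rm Re}\,z)=-\tfrac{\sigma t}2 .\qquad\square$$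

The lemma ties the off-diagonal data $R$ and $J$ to the diagonal data $N$ and $N_P-N_Q$. So averaging over different Kraus operators cannot remove the off-diagonal entry independently of the diagonal. This is the obstruction that Section 5 could not see.

## 7. The two-by-two inequality

**Step 3: compress, average, and rescale.** The aim is one $2\times2$ inequality that contains only the quantities of Lemma 1. Let $T_{xy}\le I$ be the compression of $S_{xy}$ to ${\rm span}\{|00\rangle,|11\rangle\}$. On this span, $v_{xy}$ has the components $a_0b_0=c_kP_{xy}/c$ and $a_1b_1=c_kQ_{xy}/s$, so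
$$T_{xy}=\sum_k|c_k|^2\begin{pmatrix}|P|^2/c^2&\bar PQ/(cs)\\P\bar Q/(cs)&|Q|^2/s^2\end{pmatrix}_{xy}.$$
Also $\overline{T_{xy}}\le I$. Average $T_{xy}$ over the two pairs with $\varepsilon=1$ and $\overline{T_{xy}}$ over the two with $\varepsilon=-1$, with weight $\frac14$ each. In the upper right corner this gives the average of ${\rm Re}\,P\bar Q-i\varepsilon\,{\rm Im}\,P\bar Q$, that is, $R-iJ$. This is why we conjugate for $\varepsilon=-1$: Lemma 1 controls $\varepsilon\,{\rm Im}\,P\bar Q$. Multiplying from both sides by $D={\rm diag}(c,s)$,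
$$\sum_k|c_k|^2\,\Gamma_k\le D^2=\tfrac12(I+CZ),$$
$$\Gamma_k=\begin{pmatrix}N_P&R-iJ\\R+iJ&N_Q\end{pmatrix}=\tfrac12\big[N\,I+(1-N)X-\sigma t\,Y+\kappa t\,Z\big],$$
with $N=N_k$, $t=t_k$. Let $\bar N,\bar t$ be the averages of $N_k,t_k$ with weights $|c_k|^2/p$. Since $\Gamma_k$ is affine in $(N,t)$,
$$(1-p\bar N)I-p(1-\bar N)X+p\sigma\bar t\,Y+(C-p\kappa\bar t)Z\ge0 .\tag{6}$$

**Step 4: reduce to one real parameter.** By Fact 2, (6) implies $F(p,\bar N,\bar t)\ge0$, where
$$F(p,N,t)=(1-pN)^2-p^2(1-N)^2-p^2\sigma^2t^2-(C-p\kappa t)^2 .$$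
Expanding, with $(1-pN)^2-p^2(1-N)^2=1-2pN-p^2+2p^2N$ and $\sigma^2+\kappa^2=1$,
$$F(p,N,t)=S^2-2pN+2p\kappa Ct+p^2(2N-1-t^2) .\tag{7}$$
Writing $|u|=\max(u,-u)$ we see that
$$N_*(t)=\max\Big\{\tfrac{1+\sigma}2+\tfrac{1-\sigma}2t^2,\ \tfrac{1-\sigma}2+\tfrac{1+\sigma}2t^2\Big\}$$
is convex, so Lemma 1 and Jensen's inequality give $\bar N\ge N_*(\bar t)$. As $\partial F/\partial N=-2p(1-p)\le0$, we get $F(p,N_*(\bar t),\bar t)\ge F(p,\bar N,\bar t)\ge0$. So every achievable $p\in(0,1]$ satisfies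
$$g(p):=\max_{t\in\mathbb R}F(p,N_*(t),t)\ge0 .\tag{8}$$

## 8. Zeros of $g$ and the upper bound

For $p\in(0,1]$ let $q=1-p\in[0,1)$, $L=1-\sigma q>0$ and $w=1-\kappa C>0$.

**Step 5: compute the maximum over $t$.** For $|t|\le1$ insert $2N_*-1=\sigma+(1-\sigma)t^2$ into (7). The coefficient of $t^2$ is $-p(1-\sigma)+p^2(1-\sigma)-p^2=-p(1-\sigma+\sigma p)=-pL$, and the constant is $S^2-p(1+\sigma)+\sigma p^2=(1-p)(1-\sigma p)-C^2$. So
$$F(p,N_*(t),t)=(1-p)(1-\sigma p)-C^2+2p\kappa C\,t-pL\,t^2\qquad(|t|\le1).\tag{9}$$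
For $|t|\ge1$ insert $2N_*-1=-\sigma+(1+\sigma)t^2$:
$$F(p,N_*(t),t)=S^2-p(1-\sigma)-\sigma p^2+2p\kappa C\,t-p(1+\sigma-\sigma p)\,t^2 .$$
For $t\ge1$ its derivative $2p[\kappa C-(1+\sigma-\sigma p)t]$ is negative, because $\kappa C<1\le1+\sigma-\sigma p$. Since $\kappa C\ge0$, replacing $t$ by $|t|$ does not decrease $F$. So the maximum lies in $[0,1]$, and by (9) it is attained, uniquely on $[0,1]$, at
$$t_p=\min(1,\kappa C/L).$$
We have $L\le\kappa C$ if and only if $\sigma p\le\sigma-w$, that is, $p\le p_c:=1-w/\sigma$. Note $p_c<1$.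

If $p\le p_c$, then $t_p=1$, $N_*(1)=1$, and (7) gives
$$g(p)=S^2-2pw .\tag{10}$$
If $p\ge p_c$, then $t_p=\kappa C/L$ and $g(p)=q(1-\sigma p)-C^2+p\kappa^2C^2/L$. Multiply by $L$. We have
$$(1-\sigma p)L=(1-\sigma+\sigma q)(1-\sigma q)=(1-\sigma)+\sigma^2q-\sigma^2q^2,$$
$$-L+p\kappa^2=-1+\sigma q+(1-q)(1-\sigma^2)=-\sigma^2(1-q)-(1-\sigma)q .$$
Hence $Lg=(1-\sigma)q+\sigma^2q^2(1-q)-C^2\sigma^2(1-q)-C^2(1-\sigma)q$, that is,
$$L\,g(p)=H(p):=(1-\sigma)\,q\,S^2-\sigma^2p\,(C^2-q^2)\qquad(p\ge p_c).\tag{11}$$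

**Step 6: the sign of $H$ on $(0,1]$.** If $q>C$, then $H>0$. On $0\le q\le C$ the product $(1-q)(C^2-q^2)$ is strictly decreasing in $q$, so $H$ is strictly increasing in $q$. At $q=0$ it equals $-\sigma^2C^2<0$ and at $q=C$ it equals $(1-\sigma)CS^2\ge0$. So $H$ has exactly one zero $p_{\rm II}\in[1-C,1)$, with $H>0$ for $p<p_{\rm II}$ and $H<0$ for $p>p_{\rm II}$. The equation $H=0$ is (2). This also proves the uniqueness claimed in (II).

**Step 7: locate the last zero of $g$.** Recall $p_{\rm I}=S^2/(2w)$.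

*Case (I): $\sigma S^2\le2w(\sigma-w)$.* Then $\sigma>w$, so $p_c>0$, and dividing by $2w\sigma$ gives $p_{\rm I}\le p_c$. By (10), $g$ changes sign on $(0,p_c]$ from $+$ to $-$ at $p_{\rm I}$. Moreover $g(p_c)\le0$, so $H(p_c)\le0$, so $p_{\rm II}\le p_c$ and $g<0$ on $(p_c,1]$. Put $p^\circ=p_{\rm I}$.

*Case (II): $\sigma S^2>2w(\sigma-w)$.* Either $p_c\le0$, or $p_c>0$ and $p_{\rm I}>p_c$, that is, $g(p_c)>0$. In the second situation $g>0$ on $(0,p_c]$ and $p_{\rm II}>p_c$. In both, for $p\in(0,1]$ with $p\ge p_c$ the sign of $g$ is that of $H$. Put $p^\circ=p_{\rm II}$.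

In both cases $0<p^\circ<1$, $g(p^\circ)=0$, and $g<0$ on $(p^\circ,1]$. By (8),
$$p(U,\tau_\theta)\le p^\circ<1 .\tag{12}$$

In the sample $\sigma=\frac45$, $C^2=\frac37$, $p=\frac12$ we have $L=\frac35$, $t_p=C$, $N_*(t_p)=\frac{33}{35}$, and indeed $F=\frac{1369-4-336-1029}{4900}=0$, the four terms being those of the definition of $F$.

**Step 8: the case condition is $C\ge C_*$.** Put $v=\frac1C-\kappa>0$, so $w=Cv$. Divide $\sigma(1-C^2)\le2w(\sigma-w)$ by $C^2$ and insert $\frac1C=v+\kappa$: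
$$\sigma\big[(v+\kappa)^2-1\big]\le2v\big[\sigma(v+\kappa)-v\big].$$
The terms $2\sigma\kappa v$ cancel, and $\kappa^2-1=-\sigma^2$, so this says $(2-\sigma)v^2\le\sigma^3$. As $v>0$, it is equivalent to
$$\frac1C\le\kappa+\sigma\sqrt{\frac\sigma{2-\sigma}}=\frac1{C_*},$$
so case (I) holds if and only if $C\ge C_*$. Clearly $C_*>0$. For $\sigma=1$ we have $C_*=1$. For $\sigma<1$,
$$(2-\sigma)(1-\kappa)^2-\sigma^3=(2-\sigma)(1-\kappa)^2-\sigma(1-\kappa^2)=2(1-\kappa)(1-\kappa-\sigma)<0,$$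
because $0<\kappa<1$ and $(\kappa+\sigma)^2=1+2\kappa\sigma>1$. Hence $1-\kappa<\sigma\sqrt{\sigma/(2-\sigma)}$, that is, $C_*<1$. As $\sigma=1$ means $\phi=\pi$, this is the statement on $C_*$ in the Theorem.

**Step 9: the closed form.** Divide (2) by $\sigma^2$: $(1-q)(C^2-q^2)=\frac{(1-\sigma)S^2}{\sigma^2}q=(B-C^2)q$, that is,
$$q^3-q^2-Bq+C^2=0 .$$
The cubic is positive at $q=0$, equals $-(B-C^2)C\le0$ at $q=C$ and $-(B-C^2)\le0$ at $q=1$, and tends to $\mp\infty$ as $q\to\mp\infty$. So it has one negative root, one in $(0,C]$ and one $\ge1$ (for $B=C^2$ it is $(q-1)(q^2-C^2)$). We want the middle one. With $q=y+\frac13$ it becomes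
$$y^3-\big(B+\tfrac13\big)y+\big(C^2-\tfrac B3-\tfrac2{27}\big)=0 .$$
Put $y=\rho\cos\alpha$ with $\rho=\frac23\sqrt{1+3B}$, so that $B+\frac13=\frac34\rho^2$. The equation turns into $\frac{\rho^3}4\cos3\alpha=\frac2{27}+\frac B3-C^2$, that is, $\cos3\alpha=\frac{2+9B-27C^2}{2(1+3B)^{3/2}}$. All three roots being real, this number lies in $[-1,1]$; let $\psi\in[0,\pi]$ be its arccosine. For $\alpha=\frac\psi3,\ \frac\psi3-\frac{2\pi}3,\ \frac\psi3+\frac{2\pi}3$ the value $\cos\alpha$ lies in $[\frac12,1]$, $[-\frac12,\frac12]$, $[-1,-\frac12]$ respectively. The middle root is the second, and $p=1-q=\frac23-y$ is (3).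

## 9. Six Kraus operators that reach the bound

We now construct an operation with $p=p^\circ$. Let $t=t_{p^\circ}\in[0,1]$, $z=\frac{1+t}2\in[\frac12,1]$, and $\eta_x=(-1)^x$, so $\varepsilon_{xy}=\eta_x\eta_y$.

**Step 10: a splitting that saturates Lemma 1.** Equality $N=N_*(t)$ needs $z$ real and $|h|=|h'|$, while $hh'=ff'=\frac{i\sigma}2z(1-z)$. Choose $h=\sqrt{z(1-z)\sigma/2}$ and $h'=ih$. The resulting $P$ has rank one, and it factors as $P_{xy}=\alpha_x\alpha'_y$ with the first line below; $Q_{xy}=\beta_x\beta'_y$ comes from the second.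
$$\begin{aligned}\alpha_x&=\sqrt{z\cos\gamma}+i\eta_x\sqrt{(1-z)\sin\gamma},&\alpha'_y&=\sqrt{z\cos\gamma}+\eta_y\sqrt{(1-z)\sin\gamma},\\ \beta_x&=\sqrt{(1-z)\cos\gamma}-i\eta_x\sqrt{z\sin\gamma},&\beta'_y&=\sqrt{(1-z)\cos\gamma}-\eta_y\sqrt{z\sin\gamma}.\end{aligned}$$
Check: with $\cos\gamma\sin\gamma=\frac\sigma2$,
$$\alpha_x\alpha'_y=z\cos\gamma+i\varepsilon_{xy}(1-z)\sin\gamma+\sqrt{z(1-z)\tfrac\sigma2}\,(\eta_y+i\eta_x),$$
$$\beta_x\beta'_y=(1-z)\cos\gamma+i\varepsilon_{xy}z\sin\gamma-\sqrt{z(1-z)\tfrac\sigma2}\,(\eta_y+i\eta_x),$$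
and the sum is $\cos\gamma+i\varepsilon_{xy}\sin\gamma=M_{xy}$.

**Step 11: symmetrize.** Two defects remain. The moduli of $\alpha'_y,\beta'_y$ depend on $y$, while each of the four blocks must be $\le I$; and $S_{xy}$ has unwanted off-diagonal entries. Flipping both bits, $x\to x\oplus1$ and $y\to y\oplus 1$, leaves $M$ unchanged and cures the first. Opposite phases on Alice's and Bob's $\langle1|$ cure the second. So for $j\in\{0,1\}$, $l\in\{0,1,2\}$, $\zeta=e^{2\pi i/3}$, let $K_{jl}=\sqrt{p/6}\,A_{jl}\otimes B_{jl}$ with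
$$A_{jl}=\sum_x|x\rangle\langle x|\otimes\Big(\tfrac{\alpha_{x\oplus j}}{\sqrt c}\langle0|+\tfrac{\zeta^l\beta_{x\oplus j}}{\sqrt s}\langle1|\Big),\qquad B_{jl}=\sum_y|y\rangle\langle y|\otimes\Big(\tfrac{\alpha'_{y\oplus j}}{\sqrt c}\langle0|+\tfrac{\zeta^{-l}\beta'_{y\oplus j}}{\sqrt s}\langle1|\Big).$$
On $|\tau_\theta\rangle$ the factors $c$ and $s$ and the phases cancel, and
$$K_{jl}(I\otimes|\tau_\theta\rangle)=\sqrt{p/6}\sum_{xy}M_{x\oplus j,y\oplus j}|xy\rangle\langle xy|=\sqrt{p/6}\,W .$$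
Hence the map $\Lambda_{\rm succ}$ with these six Kraus operators satisfies $\Lambda_{\rm succ}(\rho\otimes\tau_\theta)=p\,W\rho W^\dagger$.

**Step 12: compute $S_{xy}$.** As in (5), $\sum K_{jl}^\dagger K_{jl}=\sum_{xy}|xy\rangle\langle xy|\otimes S_{xy}$. The component of $v_{xy}$ at $\langle ab|$ carries the phase $\zeta^{l(a-b)}$, so the entry of $S_{xy}$ between $|ab\rangle$ and $|a'b'\rangle$ carries $\zeta^{l[(a'-b')-(a-b)]}$. The bracket lies in $\{0,\pm1,\pm2\}$, so the sum over $l$ vanishes unless $a-b=a'-b'$. Off the diagonal this leaves only the pair $\{00,11\}$.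

For the diagonal, put
$$\mu=z\cos\gamma+(1-z)\sin\gamma,\qquad\nu=(1-z)\cos\gamma+z\sin\gamma .$$
Then $|\alpha_x|^2=\mu$ and $|\beta_x|^2=\nu$ for both $x$. In $\frac12\sum_j|\alpha'_{y\oplus j}|^2$ and $\frac12\sum_j|\beta'_{y\oplus j}|^2$ the cross terms cancel, which gives $\mu$ and $\nu$. So for every $x,y$ the diagonal of $S_{xy}$ is
$$s_{00}=\frac{p\mu^2}{c^2},\qquad s_{11}=\frac{p\nu^2}{s^2},\qquad s_{01}=s_{10}=\frac{p\mu\nu}{cs}=\sqrt{s_{00}s_{11}} .\tag{13}$$
For the off-diagonal entry, note that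
$$\alpha_x\bar\beta_x=\sqrt{z(1-z)}(\cos\gamma-\sin\gamma)+i\eta_x\sqrt{\sigma/2},\qquad\alpha'_y\beta'_y=\sqrt{z(1-z)}(\cos\gamma-\sin\gamma)-\eta_yt\sqrt{\sigma/2},$$
where we used $z+(1-z)=1$ in the first and $(1-z)-z=-t$ in the second. Averaging the product over $j$ flips $\eta_x,\eta_y$ together, so the terms linear in one of them vanish. With $(\cos\gamma-\sin\gamma)^2=1-\sigma$ the average is $(1-\sigma)z(1-z)-\frac i2\varepsilon_{xy}\sigma t$. The entry $r_{xy}=\langle00|S_{xy}|11\rangle$ is $\frac p{cs}$ times the complex conjugate of this. Put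
$$N:=N_*(t)=\tfrac{1+\sigma}2+\tfrac{1-\sigma}2t^2,\qquad1-N=\tfrac12(1-\sigma)(1-t^2)=2(1-\sigma)z(1-z).$$
Then for all $x,y$
$$|r_{xy}|=|r|:=\frac p{2cs}\sqrt{(1-N)^2+\sigma^2t^2} .\tag{14}$$
Finally $\mu,\nu=\frac12[(\cos\gamma+\sin\gamma)\pm t(\cos\gamma-\sin\gamma)]$ gives
$$\mu^2+\nu^2=\tfrac12[(1+\sigma)+t^2(1-\sigma)]=N,\qquad\mu^2-\nu^2=t(\cos^2\gamma-\sin^2\gamma)=\kappa t .$$

**Step 13: the $\{00,11\}$ block of $I-S_{xy}$ is positive semidefinite.** By (13), (14) this block is $D^{-1}G_{xy}D^{-1}$ with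
$$G_{xy}=\tfrac12\big[(1-pN)I+(C-p\kappa t)Z+\xi_xX+\xi_yY\big],\qquad\xi_x^2+\xi_y^2=(2cs|r|)^2=p^2\big[(1-N)^2+\sigma^2t^2\big],$$
where $\xi_x,\xi_y$ are real and may depend on the pair $(x,y)$. We have $1-pN>0$, as $N\le1$ and $p<1$. By Fact 2, $4\det G_{xy}=(1-pN)^2-(C-p\kappa t)^2-p^2[(1-N)^2+\sigma^2t^2]=F(p,N_*(t),t)$, and this is $g(p^\circ)=0$ by the choice of $t$. So the block is positive semidefinite with determinant zero: with $d_{00}=1-s_{00}$, $d_{11}=1-s_{11}$,
$$d_{00},d_{11}\ge0,\qquad d_{00}d_{11}=|r|^2 .\tag{15}$$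

## 10. Separability of the failure branch

Positivity of $I-S_{xy}$ is not enough, since $\Lambda_{\rm fail}$ must also be SEP. For this we write $I-S_{xy}$ as a sum of terms $|a\rangle\langle a|\otimes|b\rangle\langle b|$.

**Step 14: the entries $01$ and $10$ have enough room.** By (13), (15) and the Cauchy–Schwarz inequality for the unit vectors $(\sqrt{1-s_{00}},\sqrt{s_{00}})$ and $(\sqrt{1-s_{11}},\sqrt{s_{11}})$,
$$|r|+s_{01}=\sqrt{(1-s_{00})(1-s_{11})}+\sqrt{s_{00}s_{11}}\le1 .$$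
So $d_{01}=d_{10}:=1-s_{01}\ge|r|$.

**Step 15: an explicit product decomposition.** Let
$$a_l=\big(d_{00}^{1/4},\ e^{i\chi}\zeta^l\,d_{11}^{1/4}\big),\qquad b_l=\big(d_{00}^{1/4},\ \zeta^{-l}\,d_{11}^{1/4}\big),\qquad\Omega=\frac13\sum_{l=0}^2|a_l\rangle\langle a_l|\otimes|b_l\rangle\langle b_l| .$$
The diagonal of $\Omega$ in the order $00,01,10,11$ is $\big(d_{00},\sqrt{d_{00}d_{11}},\sqrt{d_{00}d_{11}},d_{11}\big)=(d_{00},|r|,|r|,d_{11})$. By the phase count of Step 12 its only off-diagonal entries are between $00$ and $11$, and $\langle00|\Omega|11\rangle=e^{-i\chi}\sqrt{d_{00}d_{11}}=e^{-i\chi}|r|$. Choose $\chi$, depending on $(x,y)$, so that this equals $-r_{xy}=\langle00|(I-S_{xy})|11\rangle$. Then $I-S_{xy}-\Omega$ is diagonal with entries $(0,d_{01}-|r|,d_{10}-|r|,0)$, all nonnegative by Step 14, and a nonnegative diagonal matrix is a sum of terms $|ab\rangle\langle ab|$ with nonnegative weights. So $I-S_{xy}$ is a finite sum of terms $|a\rangle\langle a|\otimes|b\rangle\langle b|$.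

**Step 16: the failure map.** For each $(x,y)$ and each such term take the Kraus operator
$$\big(|0\rangle\langle x|\otimes\langle a|\big)_{A_1R_A}\otimes\big(|0\rangle\langle y|\otimes\langle b|\big)_{B_1R_B}.$$
These are product operators, and their sum of $K^\dagger K$ is
$$\sum_{xy}|xy\rangle\langle xy|\otimes(I-S_{xy})=I-\sum_{jl}K_{jl}^\dagger K_{jl}.$$
So $\Lambda_{\rm fail}$ is SEP and $\Lambda_{\rm succ}+\Lambda_{\rm fail}$ is trace preserving. With (12), $p(U,\tau_\theta)=p^\circ$, and it is attained with six product Kraus operators in $\Lambda_{\rm succ}$. Together with Steps 6 to 9 this proves (I) and (II). $\blacksquare$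

## 11. LOCC, CNOT-class gates, and the limit of a weak gate

**Proof of (a).** Sections 6 to 8 used only that $\Lambda_{\rm succ}$ has product Kraus operators with $\sum K_k^\dagger K_k\le I$. This holds for arbitrary CP $\Lambda_{\rm fail}$ as well, so the upper bound is the same, and Section 9 and Section 10 attain it.

**Proof of (b).** Section 3 is a one-way LOCC protocol with success probability $p_{\rm I}$ for all $\theta,\phi$. In regime (I) this is the SEP value, and LOCC operations are SEP, so the two optima coincide. For $\phi=\pi$ the LOCC protocol is concentration followed by the Bell-pair protocol of Section 1, with probability $2\sin^2\theta$, which is the SEP value by (c).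

**Proof of (c).** If $\phi=\pi$, then $\sigma=1$, and $C<1=C_*$ puts us in regime (II). There (2) reads $p[C^2-(1-p)^2]=0$, so $p=1-C=2\sin^2\theta$, in agreement with Section 2. If $\phi\ne\pi$, then $\sigma<1$. Put $p=1-C$ and $t=0$ in (9):
$$F(p,N_*(0),0)=C\big(1-\sigma(1-C)\big)-C^2=C(1-C)(1-\sigma)>0 .$$
So $g(1-C)>0$. Since $g\le0$ on $[p^\circ,1]$, we get $p^\circ>1-C=2\sin^2\theta$.

**Proof of (d).** The first claim is (12). For the second, fix $C<1$ and let $e^{i\phi}\to1$, that is, $\sigma\to0$ and $\kappa\to1$. Then $1/C_*=\kappa+\sigma\sqrt{\sigma/(2-\sigma)}\to1$, so eventually $C<C_*$ and regime (II) applies. In (2) use $p\le1$ and $C^2-(1-p)^2\le C^2$: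
$$1-p\le\frac{\sigma^2C^2}{(1-\sigma)S^2}\longrightarrow0 .\qquad\blacksquare$$

In the interior of regime (II) with $\phi\ne\pi$, the SEP value is strictly above both protocols of Sections 1 and 3. It exceeds $2\sin^2\theta$ by (c). It also exceeds $p_{\rm I}$. First, $p_{\rm I}<1$, because $2(1-\kappa C)-S^2=1+C^2-2\kappa C\ge(1-C)^2>0$. Next, $F(p_{\rm I},N_*(1),1)=S^2-2p_{\rm I}w=0$. In case (II) we have $p_{\rm I}>p_c$: this is clear if $p_c\le0$, and it was noted in Step 7 otherwise. Hence $t_{p_{\rm I}}<1$, and uniqueness of the maximizer on $[0,1]$ gives $g(p_{\rm I})>0$. Therefore $p_{\rm I}<p^\circ$. The argument does not determine whether LOCC attains the SEP value in regime (II) when $\phi\neq\pi$.
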